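\title{Causally incompatible quantum states whose local statistics are all compatible}

\begin{abstract}
A causal structure with latent quantum sources restricts the states that can arise on its visible systems, and also the probability distributions that can arise on visible classical variables. We show that a state can be excluded by the fully quantum inflation technique although no local measurement reveals this. For the triangle we give an explicit, fully separable state on $\mathbb{C}^2\otimes\mathbb{C}^5\otimes\mathbb{C}^2$ that is excluded by a nonfanout inflation with three visible nodes, while every distribution obtained from it by local measurements is exactly compatible with the triangle. The state is the partial transpose of a compatible state. We extend the construction to all local dimensions, where the inflation has a sharp threshold, and show that the phenomenon occurs on an open set of states. For causal structures with at most three visible nodes it occurs if and only if there are three visible nodes that share ancestors pairwise but not jointly.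
\end{abstract}

\section{The question and the answer}\label{sec:question}

Several laboratories each hold a quantum system, and the systems were prepared from hidden sources, each of which reaches only some of the laboratories. The pattern of sources restricts the joint state $\rho$. One can test a proposed pattern on $\rho$ itself, or one can measure each system and test the pattern on the resulting probability distribution. This paper shows that the first kind of test can succeed where the second kind fails for every choice of measurements.

\subsection{Quantum causal models}

A \emph{causal structure} is a finite directed acyclic graph (DAG) $G$ whose nodes are partitioned into \emph{visible} and \emph{latent} nodes, such that only latent nodes have children. Latent nodes may have latent parents. A node counts as its own ancestor; $\operatorname{An}(S)$ is the set of ancestors of the nodes in $S$, and the \emph{ancestral subgraph} of $S$ is the subgraph induced on $\operatorname{An}(S)$.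

All Hilbert spaces are finite-dimensional. In a \emph{quantum causal model} on $G$ every node is a quantum system. The space of a latent node is a tensor product with one factor for each child. Each node is assigned a channel (a completely positive, trace-preserving map) whose input consists of the factors addressed to it by its parents and whose output is the system of the node; a parentless node is assigned a state. A visible node may ignore its parents and prepare any state. Classical registers are included: a random variable $x$ shared by two children is the state $\sum_x \Pr(x)\,|x\rangle\langle x|\otimes|x\rangle\langle x|$. Applying the channels in an order compatible with the arrows gives a state on the visible nodes. A state $\rho$ is \emph{$G$-compatible} if some model produces it, and \emph{$G$-incompatible} otherwise. A probability distribution $P$ on visible variables is \emph{$G$-compatible} if it arises from such a model with quantum latent nodes in which each visible node is a classical variable, the outcome of a POVM (a family of positive semidefinite operators with sum $I$) on the factors addressed to it.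

The \emph{triangle} has visible nodes $A,B,C$ and parentless latent nodes $\gamma\to A,B$; $\alpha\to B,C$; $\beta\to A,C$ (Figure~\ref{fig:dags}, left).

\subsection{Inflation and three tests}

An \emph{inflation} $G'$ of $G$ is a DAG whose nodes are copies of nodes of $G$, such that the ancestral subgraph of each copy is isomorphic, by removal of copy indices, to the ancestral subgraph of the original node. It is \emph{nonfanout} if no copy of a latent node has two children that are copies of the same node of $G$, and \emph{fanout} otherwise. A set of visible nodes of $G'$ is \emph{injectable} if its ancestral subgraph is isomorphic, by removal of copy indices, to that of the corresponding set in $G$. Sets of nodes are \emph{ancestrally independent} if their ancestral subgraphs are disjoint. The \emph{copy-index symmetries} of $G'$ are the permutations of copy indices of latent nodes that induce automorphisms of $G'$. Each one permutes the visible nodes; it acts on distributions by relabeling the variables and on states by conjugation with the unitary that permutes the subsystems. We consider the following tests.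
\begin{enumerate}
\item[(i)] \emph{Standard inflation technique} (Wolfe, Spekkens and Fritz), for a nonfanout inflation $G'$. If $P$ is $G$-compatible, there is a distribution $Q$ on the visible variables of $G'$ such that the marginal of $Q$ on every injectable set is the corresponding marginal of $P$; for pairwise ancestrally independent injectable sets $S_1,\dots,S_k$, the marginal of $Q$ on $S_1\cup\dots\cup S_k$ is the product of the corresponding marginals of $P$; and $Q$ is invariant under the copy-index symmetries.
\item[(ii)] \emph{Quantum inflation technique} (Wolfe et al.), for a fanout inflation $G'$. It gives necessary conditions for a distribution $P$ to be $G$-compatible with quantum latent nodes. That the conditions are necessary is the only property we use.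
\item[(iii)] \emph{Fully quantum inflation technique}, for a nonfanout inflation $G'$. If $\rho$ is $G$-compatible, there is a state $\eta$ on the visible systems of $G'$ such that the marginal of $\eta$ on every injectable set is the corresponding marginal of $\rho$; for pairwise ancestrally independent injectable sets $S_1,\dots,S_k$, the marginal of $\eta$ on $S_1\cup\dots\cup S_k$ is the tensor product of the corresponding marginals of $\rho$; and $\eta$ is invariant under the copy-index symmetries.
\end{enumerate}
If the conditions of a test cannot be met, the test \emph{witnesses} the $G$-incompatibility of $P$ or of $\rho$.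

\subsection{Distribution-witnessable states}\label{subsec:dw}

A \emph{local measurement} is a choice of one POVM $\{M^X_x\}_x$ for each visible node $X$. Local measurements respect the causal structure: if $\Lambda_X$ is the channel at $X$ in a model of $\rho$, its adjoint $\Lambda_X^*$ is positive and unital, so $\{\Lambda_X^*(M^X_x)\}_x$ is a POVM on the inputs of $X$, and these POVMs form a model of the measured distribution. Hence $\rho$ is $G$-incompatible as soon as one distribution obtained from it by a local measurement is. We call the incompatibility of $\rho$ (or simply $\rho$) \emph{distribution-witnessable} if some local measurement on $\rho$ gives a distribution whose $G$-incompatibility is witnessed by test (i) for some nonfanout inflation of $G$ or by test (ii) for some fanout inflation of $G$. The following question is posed in \cite{SWS}.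

\medskip
\noindent\textbf{Question.} \emph{Are there a DAG $G$ and a state $\rho$ whose $G$-incompatibility is witnessed by test \textup{(iii)} for some nonfanout inflation of $G$, but is not distribution-witnessable?} The inflations allowed for the distributions need not be the one used for the state.
\medskip

The simplest cases suggest the answer no. With two visible nodes, either they have a common ancestor and every state is compatible, or they have none and the compatible states are the product states; a state that is not a product gives correlated outcomes in a suitable local measurement. More generally, there are local measurements whose outcome distribution $P$ determines $\rho$, so passing to $P$ loses no information about $\rho$. What is lost is information about the model. A model of $P$ has to produce the outcomes, but it does not have to produce them by preparing systems in the state $\rho$ and then measuring. One can recover $\rho$ from $P$ by a linear map applied at each node, but this map need not be a channel.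

A state can fail to be distribution-witnessable for two reasons: the tests (i) and (ii) may be too weak, or the measured distributions may be compatible. To exploit the first reason one would have to control every inflation at once. We use the second, which disposes of all inflations, and of any other valid test on distributions, in one step.

\subsection{Results}

Write $I$ for identity operators, $|\phi\rangle=d^{-1/2}\sum_k|kk\rangle\in\mathbb{C}^d\otimes\mathbb{C}^d$ and $\phi=|\phi\rangle\langle\phi|$. For a unit vector $|\psi\rangle$ let $\psi=|\psi\rangle\langle\psi|$, and let $\bar\psi$ be the projector onto the complex conjugate vector in the basis $|k\rangle$. Subscripts name the systems on which an operator acts. The \emph{tetrahedral states} of a qubit are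
\begin{equation}\label{eq:tetra}
\psi_i=\tfrac12\,(I+r_i\cdot\vec\sigma),\qquad \sqrt3\,r_i\in\{(1,1,1),\,(1,-1,-1),\,(-1,1,-1),\,(-1,-1,1)\},
\end{equation}
with $\vec\sigma=(\sigma_x,\sigma_y,\sigma_z)$ the Pauli matrices; $\bar\psi_i$ is obtained by reversing the sign of the $y$-component of $r_i$. The \emph{cut inflation} of the triangle has visible nodes $A,B,C$ and latent nodes $\gamma\to A,B$; $\alpha\to B,C$; $\beta_1\to A$; $\beta_2\to C$ (Figure~\ref{fig:dags}, right).

\begin{figure}[ht]
\centering
\begin{tikzpicture}[>=latex,vis/.style={draw,rectangle,minimum size=6mm},lat/.style={draw,circle,minimum size=6mm,inner sep=1pt}]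
\node[vis] (A) at (0,0) {$A$};
\node[vis] (C) at (4,0) {$C$};
\node[vis] (B) at (2,2.6) {$B$};
\node[lat] (g) at (1,1.3) {$\gamma$};
\node[lat] (a) at (3,1.3) {$\alpha$};
\node[lat] (b) at (2,0) {$\beta$};
\draw[->] (g)--(A); \draw[->] (g)--(B); \draw[->] (a)--(B);
\draw[->] (a)--(C); \draw[->] (b)--(A); \draw[->] (b)--(C);
\node[vis] (A2) at (6,0) {$A$};
\node[vis] (C2) at (10,0) {$C$};
\node[vis] (B2) at (8,2.6) {$B$};
\node[lat] (g2) at (7,1.3) {$\gamma$};
\node[lat] (a2) at (9,1.3) {$\alpha$};
\node[lat] (b1) at (7.4,0) {$\beta_1$};
\node[lat] (b2) at (8.6,0) {$\beta_2$};
\draw[->] (g2)--(A2); \draw[->] (g2)--(B2); \draw[->] (a2)--(B2);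
\draw[->] (a2)--(C2); \draw[->] (b1)--(A2); \draw[->] (b2)--(C2);
\end{tikzpicture}
\caption{Left: the triangle. Right: its cut inflation, in which the source $\beta$ shared by $A$ and $C$ is replaced by two independent copies. Squares are visible nodes, circles are latent nodes. In the cut inflation the pairs $AB$ and $BC$ have the same ancestry as in the triangle, while $A$ and $C$ have no common ancestor.}
\label{fig:dags}
\end{figure}

\begin{theorem}\label{thm:main}
Let $G$ be the triangle, let $A$ and $C$ be qubits, and let $B=\mathbb{C}^5$ with basis $|0\rangle,\dots,|4\rangle$. Put
\[
\rho=\frac{243}{484}\cdot\frac14\sum_{i=1}^4|i\rangle\langle i|_B\otimes(\psi_i)_A\otimes(\bar\psi_i)_C+|0\rangle\langle0|_B\otimes\Omega_{AC},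
\qquad
\Omega=\frac{475}{2904}\,(I-\phi)+\frac{7}{968}\,\phi ,
\]
with $\psi_i$ the tetrahedral states. Then:
\begin{enumerate}
\item[(a)] $\rho$ is a state, and it is $G$-incompatible, as witnessed by test \textup{(iii)} for the cut inflation.
\item[(b)] For every choice of POVMs on $A,B,C$ the resulting distribution is $G$-compatible with quantum latent nodes. Hence it satisfies the conditions of \textup{(i)} for every nonfanout inflation and of \textup{(ii)} for every fanout inflation, and $\rho$ is not distribution-witnessable.
\end{enumerate}
\end{theorem}

So the answer to the question is yes. The state $\rho$ is moreover fully separable (Proposition~\ref{prop:sep}). It is the partial transpose on $C$ of a compatible state $\rho'$, and measuring $\rho$ is the same as measuring $\rho'$ with transposed POVM elements on $C$. Section~\ref{sec:tools} collects the tools, Section~\ref{sec:qubits} finds the example by hand, and Section~\ref{sec:general} proves Theorem~\ref{thm:main} within a family defined for all $d\ge2$. For this family we determine the exact threshold of the cut inflation (Theorem~\ref{thm:alld}). Theorem~\ref{thm:open} shows that the examples fill an open set of states, and Theorem~\ref{thm:dags} treats other DAGs, with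 a classification for at most three visible nodes.

\section{Marginals, transposition and designs}\label{sec:tools}

\subsection{Ancestral marginals}

\begin{lemma}\label{lem:anc}
Let $S$ be a set of visible nodes. In any model on $G$, the marginal on $S$ is the output of the model on the ancestral subgraph of $S$ obtained by discarding, at each latent node in $\operatorname{An}(S)$, the factors addressed to children outside $\operatorname{An}(S)$. If $S_1,\dots,S_k$ are pairwise ancestrally independent, the marginal on their union is the tensor product of the marginals on the $S_j$.
\end{lemma}

\begin{proof}
The children of a node outside $\operatorname{An}(S)$ are outside $\operatorname{An}(S)$. Remove the nodes outside $\operatorname{An}(S)$ one at a time, children before parents. When a node is removed its whole output is being traced out, and a trace-preserving map followed by the trace is the trace of the input; so removing the node amounts to discarding the factors addressed to it. For the second claim, no edge joins $\operatorname{An}(S_i)$ to $\operatorname{An}(S_j)$ for $i\ne j$, because the tail of an edge ending in $\operatorname{An}(S_j)$ lies in $\operatorname{An}(S_j)$. The restricted model is therefore a tensor product of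 $k$ unconnected models.
\end{proof}

This lemma explains test (iii). Given a model of $\rho$ on $G$, assign to each copy in $G'$ the channel of the original node and discard the output factors that have no addressee. The parents of a copy are copies of the parents of the original, one of each, so the inputs match. Since $G'$ is nonfanout, each output factor is needed at most once, and no quantum system has to be duplicated. The resulting state $\eta$ has the first two properties by Lemma~\ref{lem:anc}, and it is symmetric because the channels do not depend on copy indices. The same construction with classical visible nodes gives test (i).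

\subsection{The cut inflation}

In the cut inflation every node has the ancestral subgraph of its original and every latent node has children of different types, so it is a nonfanout inflation. The injectable sets are $\{A\},\{B\},\{C\},\{A,B\},\{B,C\}$; a set containing both $A$ and $C$ has both $\beta_1$ and $\beta_2$ as ancestors and is not injectable. The only ancestrally independent pair is $\{A\},\{C\}$, with ancestors $A,\gamma,\beta_1$ and $C,\alpha,\beta_2$. Exchanging $\beta_1$ and $\beta_2$ is not an automorphism. Test (iii) therefore asks exactly for a state $\eta_{ABC}$ with
\begin{equation}\label{eq:cut}
\eta_{AB}=\rho_{AB},\qquad \eta_{BC}=\rho_{BC},\qquad \eta_{AC}=\rho_A\otimes\rho_C .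
\end{equation}
Concretely, for compatible $\rho$ one obtains $\eta$ by replacing the state of $\beta$ by the product of its two marginals.

\begin{example}\label{ex:ghz}
Let $\rho=\frac12(|000\rangle\langle000|+|111\rangle\langle111|)$. If $\eta$ satisfied \eqref{eq:cut}, its diagonal would be a distribution of three bits with $A=B$ and $B=C$ almost surely, while $A$ and $C$ are independent and uniform. This is impossible, so $\rho$ is triangle-incompatible; the same argument is test (i) for the measurement in the standard basis, so $\rho$ is distribution-witnessable. Since $\rho$ is a mixture of two product states, the set of triangle-compatible states is not convex.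
\end{example}

In this example $B$ knows the values of $A$ and $C$, and this knowledge forces a correlation between $A$ and $C$ that the last equation in \eqref{eq:cut} forbids. Our examples are quantum versions in which $B$ sometimes knows the pure states of $A$ and $C$.

\subsection{Partial transposition}

Let $T$ denote transposition in the standard basis and $T_C$ the partial transposition on $C$, the linear map with $(Y\otimes Z_C)^{T_C}=Y\otimes Z_C^T$. For Hermitian operators $T$ is complex conjugation, so $T$ preserves positivity and $\psi^T=\bar\psi$. The map $T_C$ preserves trace and Hermiticity, but not positivity.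

\begin{lemma}\label{lem:pt}
Let $G$ be any causal structure, $C$ a visible node, and $\rho'$ a $G$-compatible state such that $\rho=\rho'^{\,T_C}$ is positive semidefinite. Then every distribution obtained from $\rho$ by a local measurement is $G$-compatible, and $\rho$ is not distribution-witnessable.
\end{lemma}

\begin{proof}
We have $\operatorname{tr}[Y^{T_C}Z]=\operatorname{tr}[YZ^{T_C}]$, as one sees on product operators from $\operatorname{tr}[Y^TZ]=\operatorname{tr}[YZ^T]$. Hence
\[
\operatorname{tr}\Big[\rho\,\Big(M^C_c\otimes\bigotimes_{X\ne C}M^X_x\Big)\Big]=\operatorname{tr}\Big[\rho'\,\Big((M^C_c)^T\otimes\bigotimes_{X\ne C}M^X_x\Big)\Big],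
\]
and $\{(M^C_c)^T\}_c$ is a POVM. So the distribution is obtained from the compatible state $\rho'$ by a local measurement and is compatible by Section~\ref{subsec:dw}. The conditions in (i) and (ii) are necessary for compatibility, so they hold for every inflation.
\end{proof}

The proof uses that each POVM acts on a single visible node, and the positivity of $\rho$ is needed only for $\rho$ to be a state. It remains to find $\rho'$ such that $\rho$ fails test (iii). The three equations \eqref{eq:cut} do not distinguish $\rho$ from $\rho'$: since $T_C$ commutes with the partial traces over $A$ and $B$ and does not affect the partial trace over $C$, it maps the Hermitian solutions for $\rho'$ bijectively onto the Hermitian solutions for $\rho$. Only the requirement $\eta\ge0$ distinguishes them. We thus need a compatible $\rho'$ with positive partial transpose such that no solution of \eqref{eq:cut} for $\rho'$ has a positive partial transpose.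

\subsection{Maximally entangled states and 2-designs}

Let $F=\sum_{j,k}|j\rangle\langle k|\otimes|k\rangle\langle j|$ be the swap on $\mathbb{C}^d\otimes\mathbb{C}^d$ and $P_\pm=(I\pm F)/2$ the projectors onto the symmetric and antisymmetric subspaces. From $d\,\phi=\sum_{j,k}|j\rangle\langle k|\otimes|j\rangle\langle k|$ we read off three facts. First, $F^{T_C}=d\,\phi$. Second, $\langle\phi|\,(|\psi\rangle\otimes|\bar\psi\rangle)=d^{-1/2}\sum_k|\psi_k|^2=d^{-1/2}$, so
\begin{equation}\label{eq:overlap}
\operatorname{tr}[\phi\,(\psi\otimes\bar\psi)]=1/d\qquad\text{for every unit vector }|\psi\rangle .
\end{equation}
Third, $\operatorname{tr}_2[(I\otimes E)\phi]=d^{-1}\sum_{j,k}E_{kj}|j\rangle\langle k|=E^T/d$. The state $\phi_{AB_1}\otimes\phi_{CB_2}$ is the maximally entangled state of $AC$ with $B_1B_2$, so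
\begin{equation}\label{eq:steer}
\operatorname{tr}_{B_1B_2}\big[E_{B_1B_2}\,(\phi_{AB_1}\otimes\phi_{CB_2})\big]=(E^T)_{AC}/d^2 :
\end{equation}
a POVM element $E$ on the two halves at $B$ leaves the unnormalized state $E^T/d^2$ on $AC$.

A \emph{finite 2-design} in $\mathbb{C}^d$ consists of unit vectors $|\psi_1\rangle,\dots,|\psi_N\rangle$ and weights $w_i>0$ with $\sum_iw_i=1$ and
\begin{equation}\label{eq:design}
\sum_{i=1}^N w_i\,\psi_i\otimes\psi_i=\frac{2P_+}{d(d+1)}=\frac{I+F}{d(d+1)} .
\end{equation}
One exists in every dimension. The Haar average of $\psi\otimes\psi$ is supported on the symmetric subspace and commutes with all $U\otimes U$, which act irreducibly there; by Schur's lemma it is $P_+/\operatorname{tr}P_+$, the right side of \eqref{eq:design}. The average lies in the convex hull of the compact set $\{\psi\otimes\psi\}$, and Carath\'eodory's theorem writes it as a finite convex combination. For $d=2$ the tetrahedral states \eqref{eq:tetra} with $w_i=\frac14$ form a design: $\sum_ir_i=0$ and $\sum_ir_ir_i^{T}=\frac43I$, and $\sum_k\sigma_k\otimes\sigma_k=2F-I$, so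
\[
\frac14\sum_i\psi_i\otimes\psi_i=\frac14\Big(I+\frac13\sum_k\sigma_k\otimes\sigma_k\Big)=\frac{I+F}{6}.
\]
Taking the partial trace (with $\operatorname{tr}_2F=I$) and the partial transpose of \eqref{eq:design} gives
\begin{equation}\label{eq:design2}
\sum_iw_i\psi_i=\frac{I}{d},\qquad \sum_iw_i\,\psi_i\otimes\bar\psi_i=\frac{I+d\phi}{d(d+1)} .
\end{equation}
A POVM is \emph{informationally complete} if its elements span the Hermitian operators. The POVM $\{d\,w_i\psi_i\}$ is: multiplying \eqref{eq:design} by $Y\otimes I$ and tracing out the first factor gives $Y+(\operatorname{tr}Y)I=d(d+1)\sum_iw_i\operatorname{tr}(Y\psi_i)\,\psi_i$. Tensor products of spanning sets span, so products of informationally complete POVMs are informationally complete.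

\section{Two qubits and a classical label}\label{sec:qubits}

This section explains how the state of Theorem~\ref{thm:main} is found. Let $A$ and $C$ be qubits and let $B$ be a classical label $b\in\{0,\dots,4\}$, so that a state is a list of unnormalized \emph{blocks} on $AC$, one for each label. Let $\psi_i$ be the tetrahedral states.

\paragraph{A gap between parallel and conjugate pairs.}
Suppose that label $i\in\{1,\dots,4\}$ has probability $p/4$, that given $i$ the system $A$ is in the state $\psi_i$ and $C$ in a pure state $\chi_i$, and that $\rho_A=\rho_C=I/2$. In a solution $\eta$ of \eqref{eq:cut} the block of label $i$ has pure marginals, so it is $\frac p4\psi_i\otimes\chi_i$ (see the proof of Proposition~\ref{prop:bound}). The five blocks add up to $\eta_{AC}=I/4$, and the block of label $0$ is positive, so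
\[
p\cdot\frac14\sum_{i=1}^4\psi_i\otimes\chi_i\le\frac{I}{4}.
\]
For parallel pairs, $\chi_i=\psi_i$, the left side is $pP_+/3$, spread evenly over a three-dimensional space, and the condition is $p\le3/4$. For conjugate pairs, $\chi_i=\bar\psi_i$, the left side is $p(I+2\phi)/6$, which has the eigenvalue $p/2$ on $|\phi\rangle$, and the condition is $p\le1/2$. The two cases are exchanged by $T_C$. So we look for a compatible state $\rho'$ with parallel pairs and $p>1/2$ whose partial transpose is positive. The blocks $1,\dots,4$ are products and stay positive; everything depends on the block $\Omega'$ of label $0$.

\paragraph{First attempt: a joint measurement at $B$.}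
Let $\gamma$ and $\alpha$ distribute $\phi$, let $A$ and $C$ output their halves, and let $B$ measure $E_i=\frac34\bar\psi_i\otimes\bar\psi_i$, $E_0=P_-$. By \eqref{eq:steer} the blocks are $\frac3{16}\psi_i\otimes\psi_i$ and $\Omega'=P_-/4$. This attains $p=3/4$, but $\Omega'^{\,T_C}=(I-2\phi)/8$ has the eigenvalue $-1/8$ on $|\phi\rangle$.

\paragraph{Second attempt: dilution.}
To add weight to the block of label $0$ without spoiling the purity of the other blocks, $B$ must know when $A$ or $C$ deviates from the first attempt. So let $\gamma$ also send a flag to $A$ and $B$, equal to $1$ with probability $f$, and let $\alpha$ send an independent flag to $C$ and $B$; a single flag for all three nodes would need a common ancestor. A node with flag $0$ outputs $I/2$, and $B$ measures if both flags are $1$ and outputs $0$ otherwise. Now $p=\frac34f^2$ and $\Omega'=f^2P_-/4+(1-f^2)I/4$, and the eigenvalue of $\Omega'^{\,T_C}$ on $|\phi\rangle$ is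
\[
-\frac{f^2}{8}+\frac{1-f^2}{4}=\frac{1-2p}{4}.
\]
It is nonnegative exactly when $p\le1/2$, so nothing is gained. This is no accident. If $\beta$ is not used then $\rho'_{AC}$ is a product, and a positive $\rho=\rho'^{\,T_C}$ is itself a solution of \eqref{eq:cut}.

\paragraph{Third attempt: using $\beta$.}
When both flags are $0$, the nodes $A$ and $C$ are free to output a state correlated through $\beta$, and we want its partial transpose to have a large weight on $|\phi\rangle$. Let $\beta$ send a uniform index $i$ to both, and let a node with flag $0$ output $\psi_i$. If only one flag is $0$ the pair $AC$ is still in the state $I/4$. If both are $0$ it is in the state $(I+F)/6$, whose partial transpose $(I+2\phi)/6$ has the eigenvalue $\frac12$ instead of $\frac14$ on $|\phi\rangle$. The eigenvalue of $\Omega'^{\,T_C}$ rises to $\frac14[1-2p+(1-f)^2]$, and both requirements hold when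
\[
1<2p\le1+(1-f)^2,\qquad p=\tfrac34f^2 .
\]
At $f^2=2/3$ we have $2p=1$ and the right inequality is strict, so slightly larger $f$ lie in this window. The value $f=9/11$ gives $2p=243/242$ and $1+(1-f)^2=250/242$.

\section{The construction in dimension $d$}\label{sec:general}

Fix $d\ge2$ and a finite 2-design $(\psi_i,w_i)_{i=1}^N$ in $\mathbb{C}^d$. Let $A=C=\mathbb{C}^d$ and $B=\mathbb{C}^{N+1}$ with basis $|0\rangle,\dots,|N\rangle$. Throughout this section $G$ is the triangle.

\subsection{The bound imposed by the cut inflation}

For $0\le p\le1$ define
\begin{equation}\label{eq:mu}
\begin{aligned}
\mu_p^{AB}&=p\sum_iw_i\,|i\rangle\langle i|_B\otimes(\psi_i)_A+(1-p)\,|0\rangle\langle0|_B\otimes I_A/d,\\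
\mu_p^{BC}&=p\sum_iw_i\,|i\rangle\langle i|_B\otimes(\bar\psi_i)_C+(1-p)\,|0\rangle\langle0|_B\otimes I_C/d .
\end{aligned}
\end{equation}
By \eqref{eq:design2} the marginals on $A$ and on $C$ are $I/d$. For these marginals \eqref{eq:cut} reads $\eta_{AB}=\mu_p^{AB}$, $\eta_{BC}=\mu_p^{BC}$, $\eta_{AC}=I/d^2$.

\begin{proposition}\label{prop:bound}
If \eqref{eq:cut} with the marginals $\mu_p^{AB},\mu_p^{BC}$ is satisfied by a state $\eta$, then $p\le1/d$.
\end{proposition}

\begin{proof}
We do not assume that $B$ is classical in $\eta$. Let $\eta_b=\langle b|_B\,\eta\,|b\rangle_B\ge0$, an operator on $AC$; then $\sum_{b=0}^N\eta_b=\eta_{AC}$. Fix $i\ge1$. From $\eta_{AB}=\mu_p^{AB}$ we get $\operatorname{tr}_C\eta_i=p\,w_i\psi_i$. For the projector $\Pi=(I-\psi_i)\otimes I$ this gives $\operatorname{tr}[\Pi\eta_i\Pi]=0$, so $\eta_i^{1/2}\Pi=0$. Hence $\eta_i=(\psi_i\otimes I)\eta_i(\psi_i\otimes I)=\psi_i\otimes\operatorname{tr}_A\eta_i$. From $\eta_{BC}=\mu_p^{BC}$ we get $\operatorname{tr}_A\eta_i=p\,w_i\bar\psi_i$. Therefore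
\[
p\sum_iw_i\,\psi_i\otimes\bar\psi_i=\sum_{i\ge1}\eta_i\le\eta_{AC}=\frac{I}{d^2}.
\]
The expectation in $|\phi\rangle$ gives $p/d\le1/d^2$ by \eqref{eq:overlap}.
\end{proof}

The purity of the conditional states is what determines the blocks $\eta_i$ from their marginals. Of the design property, only $\sum_iw_i\psi_i=I/d$ entered; the full property \eqref{eq:design} is used in the model below.

\subsection{The flagged model}

Let $0<f<1$ and consider the following triangle model.
\begin{itemize}
\item The source $\gamma$ sends the two halves of $\phi$ to $A$ and $B$, together with a classical flag, known to both, that equals $1$ with probability $f$ and $0$ otherwise. The source $\alpha$ does the same for $C$ and $B$. The source $\beta$ sends to $A$ and $C$ the same classical index $i$, with probability $w_i$.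
\item $A$ outputs its half of $\phi$ if its flag is $1$, and prepares $\psi_i$, with $i$ from $\beta$, if its flag is $0$. $C$ does the same with the flag from $\alpha$.
\item If both flags are $1$, $B$ measures its two halves with the POVM $E_i=\frac{d(d+1)}2w_i\,\bar\psi_i\otimes\bar\psi_i$ $(1\le i\le N)$, $E_0=P_-$, and outputs $|b\rangle\langle b|$ for the outcome $b$. If some flag is $0$, it outputs $|0\rangle\langle0|$.
\end{itemize}
The $E_b$ form a POVM because the complex conjugate of \eqref{eq:design} gives $\sum_{i\ge1}E_i=P_+$. Let $\rho'_f$ be the output of the model and $\rho_f=(\rho'_f)^{T_C}$.

\begin{proposition}\label{prop:family}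
Let $p=\dfrac{(d+1)f^2}{2d}$. Then
\begin{equation}\label{eq:family}
\begin{aligned}
\rho_f&=p\sum_iw_i\,|i\rangle\langle i|_B\otimes(\psi_i)_A\otimes(\bar\psi_i)_C+|0\rangle\langle0|_B\otimes(\Omega_f)_{AC},\\
\Omega_f&=f^2\,\frac{I-d\phi}{2d^2}+2f(1-f)\,\frac{I}{d^2}+(1-f)^2\,\frac{I+d\phi}{d(d+1)} .
\end{aligned}
\end{equation}
The operator $\rho_f$ has trace one and marginals $\mu_p^{AB},\mu_p^{BC}$. It is a state if and only if $g(f)\ge0$, where
\begin{equation}\label{eq:g}
g(f)=1-dp+(d-1)(1-f)^2=\frac{d-3}2f^2-2(d-1)f+d .
\end{equation}
If $1<dp\le1+(d-1)(1-f)^2$, then $\rho_f$ is a state that is $G$-incompatible by the cut inflation, and all distributions obtained from it by local measurements are $G$-compatible.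
\end{proposition}

\begin{proof}
We compute $\rho'_f$ according to the flags. Both flags are $1$ with probability $f^2$; by \eqref{eq:steer}, outcome $i\ge1$ then leaves $E_i^T/d^2=\frac{d+1}{2d}w_i\,\psi_i\otimes\psi_i$ on $AC$, and outcome $0$ leaves $P_-^T/d^2=P_-/d^2$. Exactly one flag is $1$ with probability $2f(1-f)$; one node then outputs half of $\phi$, whose other half is discarded, and the other outputs $\sum_iw_i\psi_i$ independently, so $AC$ is in the state $I/d^2$. Both flags are $0$ with probability $(1-f)^2$, and $AC$ is in the state \eqref{eq:design}. Thus $\rho'_f$ has the blocks $p\,w_i\,\psi_i\otimes\psi_i$ for $i\ge1$ and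
\[
\Omega'_f=f^2\,\frac{I-F}{2d^2}+2f(1-f)\,\frac{I}{d^2}+(1-f)^2\,\frac{I+F}{d(d+1)}
\]
for the label $0$. Now $\psi_i^T=\bar\psi_i$ and $F^{T_C}=d\phi$ give \eqref{eq:family}.

Partial transposition preserves the trace, so $\operatorname{tr}\rho_f=1$ and $\operatorname{tr}\Omega_f=1-p$. Both marginals of $I$ and of $\phi$ are multiples of $I$, so both marginals of $\Omega_f$ are $(1-p)I/d$, and $\rho_f$ has the marginals \eqref{eq:mu}.

The blocks with $i\ge1$ are positive. On the orthogonal complement of $|\phi\rangle$ the operator $\Omega_f$ is the positive number
\begin{equation}\label{eq:a}
a_f=\frac{f^2}{2d^2}+\frac{2f(1-f)}{d^2}+\frac{(1-f)^2}{d(d+1)} ,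
\end{equation}
and its eigenvalue on $|\phi\rangle$ is $d^{-2}$ times $-\frac{d-1}2f^2+2f(1-f)+d(1-f)^2$. Since $2f(1-f)+(1-f)^2=1-f^2$, this expression equals $1-\frac{d+1}2f^2+(d-1)(1-f)^2$, which is the first form of $g$; expanding gives the second.

In the stated window $g(f)\ge0$, so $\rho_f$ is a state; $p>1/d$, so \eqref{eq:cut} is infeasible by Proposition~\ref{prop:bound}; and Lemma~\ref{lem:pt} applies to the compatible state $\rho'_f$.
\end{proof}

The term $(d-1)(1-f)^2$ in \eqref{eq:g} is the contribution of $\beta$: with $I/d^2$ in place of the last fraction in $\Omega_f$ it would be absent and the window would be empty.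

\begin{proof}[Proof of Theorem~\ref{thm:main}]
Take $d=2$, the tetrahedral design and $f=9/11$. Then $p=\frac34\cdot\frac{81}{121}=\frac{243}{484}>\frac12$. The eigenvalue of $\Omega_f$ on $|\phi\rangle$ is $\frac14g(f)=\frac14\big(1-\frac{243}{242}+\frac{8}{242}\big)=\frac7{968}>0$, and \eqref{eq:a} gives $a_f=\frac{81}{968}+\frac9{121}+\frac4{726}=\frac{243+216+16}{2904}=\frac{475}{2904}$. So $\rho_f$ is the operator $\rho$ of the theorem. Proposition~\ref{prop:family} gives (a) and the compatibility of all measured distributions, and (b) follows because the conditions in (i) and (ii) are necessary for compatibility.
\end{proof}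

A state is \emph{fully separable} if it is a convex combination of product states. The incompatibility in Theorem~\ref{thm:main} is not an effect of entanglement among the visible systems.

\begin{proposition}\label{prop:sep}
The state $\rho$ of Theorem~\ref{thm:main} is fully separable.
\end{proposition}

\begin{proof}
The system $B$ is classical and the blocks $1,\dots,4$ are products, so it suffices to treat $\Omega$. It is a positive two-qubit operator with $\Omega^{T_C}=\Omega'_f\ge0$, hence separable by \cite{HHH}. Explicitly, $\Omega=\frac{21}{2904}I+\frac{454}{2904}(I-\phi)$, and \eqref{eq:design2} gives $\frac14\sum_i\psi_i\otimes(I-\bar\psi_i)=\frac I2-\frac{I+2\phi}6=\frac13(I-\phi)$.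
\end{proof}

\subsection{The sharp threshold and the range of the family}

Two questions remain about the marginals $\mu_p$: whether the bound $p\le1/d$ is the true limit of compatibility, and how far beyond it the family $\rho_f$ reaches.

\begin{theorem}\label{thm:alld}
Let $G$ be the triangle and $d\ge2$.
\begin{enumerate}
\item[(a)] For $0\le p\le1$ the following are equivalent: a $G$-compatible state with marginals $\mu_p^{AB},\mu_p^{BC}$ exists; $p\le1/d$; the cut inflation constraints \eqref{eq:cut} with these marginals are feasible.
\item[(b)] Let
\[
f_d=\frac{2d}{2(d-1)+\sqrt{2d^2-2d+4}},\qquad p_d=\frac{(d+1)f_d^2}{2d}.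
\]
Then $p_d>1/d$, and for every $p\in(1/d,p_d]$ the state \eqref{eq:family} with $f=\sqrt{2dp/(d+1)}$ has the marginals $\mu_p^{AB},\mu_p^{BC}$, is $G$-incompatible by the cut inflation, and is not distribution-witnessable. Here $p_2=9-6\sqrt2\approx0.515$ and $p_d\to3-2\sqrt2$ as $d\to\infty$, so the ratio $p_d/(1/d)$ is unbounded.
\end{enumerate}
\end{theorem}

\begin{proof}
(a) A compatible state makes \eqref{eq:cut} feasible by test (iii), and feasibility implies $p\le1/d$ by Proposition~\ref{prop:bound}. Let $p\le1/d$; we construct a compatible state without using $\beta$. Let $\gamma$ and $\alpha$ distribute $\phi$, let $A$ and $C$ output their halves, and let $B$ measure $E_i=p\,d^2w_i\,\bar\psi_i\otimes\psi_i$ $(i\ge1)$, $E_0=I-\sum_{i\ge1}E_i$. By the complex conjugate of \eqref{eq:design2}, $\sum_{i\ge1}E_i=pd\,(I+d\phi)/(d+1)$, whose largest eigenvalue is $pd\le1$; so this is a POVM. By \eqref{eq:steer}, outcome $i\ge1$ leaves $p\,w_i\,\psi_i\otimes\bar\psi_i$ on $AC$, and outcome $0$ leaves $I/d^2-p\sum_iw_i\,\psi_i\otimes\bar\psi_i$, whose marginals are $(1-p)I/d$. The output has the required marginals.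

(b) In the form $g(f)=1-\frac{d+1}2f^2+(d-1)(1-f)^2$ the function $g$ is strictly decreasing on $[0,1]$, with $g(0)=d>0$ and $g(1)=(1-d)/2<0$. It has exactly one root in $(0,1)$. For $f\neq0$ the equation $g(f)=0$ says that $u=1/f$ solves $du^2-2(d-1)u+\frac{d-3}2=0$, with discriminant $4(d-1)^2-2d(d-3)=2d^2-2d+4$, and $1/f_d$ is the larger solution. Moreover $f_d<1$, because $2d^2-2d+4>4$. So $f_d$ is the root, and $g\ge0$ on $[0,f_d]$. The value $p=1/d$ corresponds to $f_*=\sqrt{2/(d+1)}<1$, where $g(f_*)=(d-1)(1-f_*)^2>0$. Hence $f_*<f_d$, that is, $p_d>1/d$. For $p\in(1/d,p_d]$ we have $f\in(f_*,f_d]$, so $dp>1$ and $g(f)\ge0$, and Proposition~\ref{prop:family} and Lemma~\ref{lem:pt} apply. Finally $f_2=4/(2+2\sqrt2)=2(\sqrt2-1)$ gives $p_2=\frac34(12-8\sqrt2)=9-6\sqrt2$, and $f_d\to2/(2+\sqrt2)=2-\sqrt2$ gives $p_d\to\frac12(2-\sqrt2)^2=3-2\sqrt2$.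
\end{proof}

\section{An open set of examples}\label{sec:open}

The state of Theorem~\ref{thm:main} has rank $8$ in dimension $20$, and the proof of Proposition~\ref{prop:bound} relies on exactly pure conditional states. One may suspect that the examples are confined to a thin set. They are not.

\begin{theorem}\label{thm:open}
For the triangle, the states on $\mathbb{C}^2\otimes\mathbb{C}^5\otimes\mathbb{C}^2$ that are $G$-incompatible by the cut inflation while all their local-measurement distributions are $G$-compatible contain a nonempty open subset of the state space.
\end{theorem}

Incompatibility by the cut inflation is stable under perturbation by compactness. The difficulty is on the other side: Lemma~\ref{lem:pt} needs a whole neighborhood of compatible states near $\rho'$. If the compatible set were convex, one would mix $\rho'$ with a ball of compatible states, but it is not convex (Example~\ref{ex:ghz}): the coin that selects the component would have to reach all three nodes. We first find a ball of compatible states around the maximally mixed state and then transport it with three private coins.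

Let $D_A,D_B,D_C\ge2$ be the local dimensions and $D=D_AD_BD_C$. For each $X\in\{A,B,C\}$ let $H^X_0=I$, and let $H^X_j$ $(1\le j<D_X^2)$ be Hermitian, traceless, orthogonal in the trace inner product, and of operator norm at most $1$. A \emph{label} is a triple $t=(j_A,j_B,j_C)\ne(0,0,0)$; put $H_t=H^A_{j_A}\otimes H^B_{j_B}\otimes H^C_{j_C}$ and $\operatorname{supp}t=\{X:j_X\ne0\}$. The $D^2-1$ operators $H_t$ are orthogonal and form a basis of the traceless Hermitian operators. Let $\mathcal{A}$ be the affine space of Hermitian operators of trace one.

\begin{lemma}\label{lem:ball}
Some neighborhood of $I/D$ in $\mathcal{A}$ consists of triangle-compatible states.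
\end{lemma}

The aim is a family of models with one parameter $x_t$ per label that moves the output in the direction $H_t$ to first order. To produce $H_t$ alone, the nodes in $\operatorname{supp}t$ need random signs whose product is $1$ while the product over every nonempty proper subset averages to zero. For three nodes such signs can be built from pairwise shared bits.

\begin{proof}
All bits below are independent and uniform in $\{\pm1\}$. For each label $t$ and $X\in\operatorname{supp}t$ define a sign $s^X_t$ available to $X$. If $|\operatorname{supp}t|=1$, let $s^X_t=1$. If $|\operatorname{supp}t|=2$, the source joining the two nodes sends both a common bit, which is their sign. If $|\operatorname{supp}t|=3$, the sources emit bits $\epsilon^\alpha_t,\epsilon^\beta_t,\epsilon^\gamma_t$, and $s^A_t=\epsilon^\beta_t\epsilon^\gamma_t$, $s^B_t=\epsilon^\alpha_t\epsilon^\gamma_t$, $s^C_t=\epsilon^\alpha_t\epsilon^\beta_t$. For nonempty $R\subseteq\operatorname{supp}t$,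
\begin{equation}\label{eq:signs}
\mathbb{E}\prod_{X\in R}s^X_t=\begin{cases}1,&R=\operatorname{supp}t,\\0,&\text{otherwise;}\end{cases}
\end{equation}
in the case of full support, the product of all three signs is $1$, so the product of two signs is the third, and each sign is a product of two independent bits. Signs of different labels are independent.

Let $x_t\in[-1,1]$. Put $y^X_t=x_t$ if $X$ is the alphabetically first element of $\operatorname{supp}t$ and $y^X_t=1$ for the other elements, so that $\prod_{X\in\operatorname{supp}t}y^X_t=x_t$. Node $X$ privately picks a label $t_X$ uniformly from $L_X=\{t:X\in\operatorname{supp}t\}$ and outputs $D_X^{-1}(I+y^X_{t_X}s^X_{t_X}H^X_{j})$, where $j$ is the $X$-entry of $t_X$. This operator is a state because $\|H^X_j\|\le1$. So we have a triangle model; let $\tau(x)$ be its output.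

For given picks, expand the tensor product of the three outputs over the set $S$ of nodes from which the second summand is taken, group the nodes of $S$ by the label they picked, and average over the bits. By \eqref{eq:signs} the term vanishes unless $S$ is the disjoint union of the supports of distinct labels $t^1,\dots,t^m$ and every node of $\operatorname{supp}t^l$ picked $t^l$; then its scalar factor is $x_{t^1}\cdots x_{t^m}$. The term $m=0$ is $I$. For $m=1$ the operator is $H_t$, and the nodes of $\operatorname{supp}t$ all pick $t$ with probability $q_t=\prod_{X\in\operatorname{supp}t}|L_X|^{-1}>0$. Hence $\tau$ is a polynomial map with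
\[
\tau(x)=\frac1D\Big[I+\sum_tq_tx_tH_t+(\text{terms of degree}\ge2\text{ in }x)\Big].
\]
Its derivative at $x=0$ is a bijection from $\mathbb{R}^{D^2-1}$ onto the traceless Hermitian operators. By the inverse function theorem, $\tau$ maps the open cube $(-1,1)^{D^2-1}$ onto a set containing a neighborhood of $\tau(0)=I/D$.
\end{proof}

For $0<\delta<1$ let $\mathcal{N}_\delta$ be the map that replaces each visible system, independently with probability $\delta$, by the maximally mixed state.

\begin{lemma}\label{lem:transport}
If $\rho_0$ is triangle-compatible and $0<\delta<1$, then $\mathcal{N}_\delta(\rho_0)$ has a neighborhood in $\mathcal{A}$ consisting of triangle-compatible states.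
\end{lemma}

\begin{proof}
Let $\tau$ be compatible. Run a model of $\rho_0$ and a model of $\tau$ side by side, each source carrying the tensor product of its two states. Each node applies both channels and privately keeps the output of the second with probability $\delta$ and of the first otherwise. If $S$ is the set of nodes that keep the second output, the state is $(\rho_0)_{S^c}\otimes\tau_S$. So $K(\tau)$ is compatible, where
\[
K(Y)=\sum_{S\subseteq\{A,B,C\}}(1-\delta)^{3-|S|}\delta^{|S|}\,(\rho_0)_{S^c}\otimes Y_S,\qquad Y_S=\operatorname{tr}_{S^c}Y ,
\]
with $Y_\emptyset=\operatorname{tr}Y$. The map $K$ is linear and trace-preserving on Hermitian operators, and $K(I/D)=\mathcal{N}_\delta(\rho_0)$.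

We show that $K$ is injective on traceless operators; it is triangular with respect to the size of the support. Let $Y=\sum_tx_tH_t\ne0$ and choose $t$ with $x_t\ne0$ and $|\operatorname{supp}t|$ minimal. Fix $S$ and let $D_{S^c}=\prod_{X\notin S}D_X$. The partial trace over $S^c$ kills $H_{t'}$ unless $\operatorname{supp}t'\subseteq S$, in which case it multiplies the $S$-part of $H_{t'}$ by $D_{S^c}$. So the coefficient of $H_t$ in $(\rho_0)_{S^c}\otimes Y_S$ is $D_{S^c}x_{t'}$ times a coefficient of $(\rho_0)_{S^c}$, where $t'$ equals $t$ on $S$ and $0$ off $S$. If $S\cap\operatorname{supp}t=\emptyset$, then $t'=(0,0,0)$ and the contribution is zero because $Y$ is traceless. If $S\cap\operatorname{supp}t$ is a nonempty proper subset of $\operatorname{supp}t$, then $x_{t'}=0$ by minimality. If $S\supseteq\operatorname{supp}t$, then $t'=t$, the relevant coefficient of $(\rho_0)_{S^c}$ is that of the identity, $1/D_{S^c}$, and the contribution is $x_t$. The coefficient of $H_t$ in $K(Y)$ is therefore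
\[
x_t\sum_{S\supseteq\operatorname{supp}t}(1-\delta)^{3-|S|}\delta^{|S|}=x_t\,\delta^{|\operatorname{supp}t|}\ne0 .
\]
So $K$ is a bijection of the traceless operators and restricts to an affine homeomorphism of $\mathcal{A}$. It maps the neighborhood of Lemma~\ref{lem:ball} onto a neighborhood of $\mathcal{N}_\delta(\rho_0)$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:open}]
Let $\rho=\rho_f$ and $\rho'=\rho'_f$ be as in the proof of Theorem~\ref{thm:main}, and let $\rho_\delta=\mathcal{N}_\delta(\rho)$. The map $Z\mapsto(1-\delta)Z+\delta(\operatorname{tr}Z)I/D_C$ commutes with transposition, so $\rho_\delta=\mathcal{N}_\delta(\rho')^{T_C}$. Also $\rho_\delta\ge\delta^3I/D>0$.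

The set $\mathcal{F}$ of states for which \eqref{eq:cut} is feasible is closed: if $\rho_n\in\mathcal{F}$ converge and $\eta_n$ are solutions, a subsequence of $\eta_n$ converges by compactness of the state space, and the constraints pass to the limit. Since $\rho\notin\mathcal{F}$ and $\rho_\delta\to\rho$ as $\delta\to0$, we can fix $\delta>0$ with $\rho_\delta\notin\mathcal{F}$. Every $\tilde\rho\in\mathcal{A}$ close enough to $\rho_\delta$ is positive definite and lies outside $\mathcal{F}$; and $\tilde\rho^{\,T_C}$ is close to $\mathcal{N}_\delta(\rho')$, hence compatible by Lemma~\ref{lem:transport}. By Lemma~\ref{lem:pt}, applied to $\tilde\rho^{\,T_C}$, all measured distributions of $\tilde\rho$ are compatible. A small ball around $\rho_\delta$ has the claimed property.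
\end{proof}

\section{Which causal structures admit examples}\label{sec:dags}

Two features of the triangle were used: each pair of visible nodes has a common ancestor, which the flagged model needs, and the three have none, which allows $A$ to be cut from $C$ without disturbing $AB$ and $BC$. These features suffice in any DAG, and for at most three visible nodes they are necessary.

\begin{theorem}\label{thm:dags}
Let $G$ be a causal structure.
\begin{enumerate}
\item[(a)] If $G$ has three visible nodes $A,B,C$ such that each two have a common ancestor but there is no common ancestor of all three, then there is a state that is $G$-incompatible by the fully quantum inflation technique and is not distribution-witnessable.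
\item[(b)] If $G$ has at most three visible nodes and the condition in \textup{(a)} fails, then every $G$-incompatible state is distribution-witnessable, by standard inflation with $G'=G$.
\end{enumerate}
Thus, for at most three visible nodes, such examples exist if and only if there are three visible nodes and they share an ancestor pairwise but not jointly.
\end{theorem}

Both parts use \emph{forwarding}. A common ancestor of two or more visible nodes is latent, because visible nodes have no children, and it has a parentless ancestor $v$, which is again a common ancestor. Fix a directed path from $v$ to each of the visible nodes in question. The internal nodes of the paths have children, so they are latent. If $v$ prepares a state with one register per path and each internal node passes the register on, then $v$ acts as a source directly connected to these visible nodes. Several registers can travel along the same edge, whose factor is then their tensor product.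

\begin{proof}[Proof of \textup{(a)}]
Let $\rho,\rho'$ be as in the proof of Theorem~\ref{thm:open}, and tensor both with a fixed pure state $|0\rangle\langle0|$ on every other visible node.

\emph{The distributions are compatible.} Choose parentless common ancestors $\gamma,\alpha,\beta$ of the pairs $AB$, $BC$, $AC$; they are distinct, since no node is an ancestor of all three. By forwarding they implement the sources of the flagged model, while the other visible nodes ignore their parents and prepare $|0\rangle\langle0|$. So $\rho'\otimes|0\rangle\langle0|\otimes\cdots$ is $G$-compatible, and by Lemma~\ref{lem:pt} the state $\rho\otimes|0\rangle\langle0|\otimes\cdots$ is not distribution-witnessable.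

\emph{The inflation.} To make $A$ and $C$ ancestrally independent we must duplicate all their common ancestors. Write $V_X=\operatorname{An}(X)$ and $W=V_A\cap V_C$. The set $W$ consists of latent nodes, and $W\cap V_B=\emptyset$ by hypothesis. Let $G'$ have one copy $v_1$ of each $v\in(V_A\cup V_B\cup V_C)\setminus W$ and two copies $v_A,v_C$ of each $v\in W$. Define injective maps $\kappa_X:V_X\to G'$ by $\kappa_A(v)=v_A$ and $\kappa_C(v)=v_C$ for $v\in W$, and $\kappa_X(v)=v_1$ for $v\notin W$. Every node of $G'$ is in the image of some $\kappa_X$. The edges of $G'$ are the images under $\kappa_X$ of the edges of $G$ inside $V_X$, for $X=A,B,C$. For the triangle, $W=\{\beta\}$ and $G'$ is the cut inflation.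

Since $V_A\cap V_B$ and $V_B\cap V_C$ avoid $W$, we have $\kappa_A=\kappa_B$ on $V_A\cap V_B$ and $\kappa_B=\kappa_C$ on $V_B\cap V_C$. Moreover $\kappa_A(V_A)\cap\kappa_C(V_C)=\emptyset$, because a common element $v_1$ would have $v\in V_A\cap V_C=W$. We claim:
\begin{equation}\label{eq:parents}
\text{the parents of $\kappa_X(v)$ in $G'$ are the nodes $\kappa_X(u)$ with $u$ a parent of $v$ in $G$.}
\end{equation}
These nodes are parents, since $V_X$ contains the parents of its elements. Conversely, an edge into $\kappa_X(v)$ has the form $\kappa_Y(u)\to\kappa_Y(v)$ with $u\to v$ in $G$ and $\kappa_Y(v)=\kappa_X(v)$. If $Y\ne X$ then $\{X,Y\}\ne\{A,C\}$; also $v\in V_X\cap V_Y$, hence $u\in V_X\cap V_Y$ and $\kappa_Y(u)=\kappa_X(u)$. This proves \eqref{eq:parents}, and the required properties follow.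
\begin{itemize}
\item By induction on \eqref{eq:parents}, $\kappa_X$ maps the ancestral subgraph of $v$ isomorphically onto that of $\kappa_X(v)$. So $G'$ is an inflation, and single visible nodes are injectable.
\item Two distinct copies of the same node have the form $v_A,v_C$. By \eqref{eq:parents} a common parent would lie in $\kappa_A(V_A)\cap\kappa_C(V_C)=\emptyset$. So $G'$ is nonfanout.
\item The maps $\kappa_A$ and $\kappa_B$ combine to a map on $V_A\cup V_B$ whose image is the set of ancestors of $\{A_1,B_1\}$. It is a bijection onto this image, inverse to the removal of indices, and an isomorphism by \eqref{eq:parents}. So $\{A_1,B_1\}$ is injectable, and the same argument with $\kappa_C$ in place of $\kappa_A$ applies to $\{B_1,C_1\}$. This step needs $W\cap V_B=\emptyset$: an ancestor of $B$ in $W$ would have to be the copy seen by $A$ and the copy seen by $C$ at once.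
\item $A_1$ and $C_1$ are ancestrally independent, as $\kappa_A(V_A)\cap\kappa_C(V_C)=\emptyset$.
\end{itemize}
The conditions of test (iii) for $G'$ thus include \eqref{eq:cut} for $\rho$, which is infeasible by Theorem~\ref{thm:main}. If one wants every visible node represented in $G'$, one adds for each further visible node a disjoint copy of its ancestral subgraph; the marginal of $\eta$ on $A_1B_1C_1$ must still satisfy \eqref{eq:cut}.
\end{proof}

For part (b) we show that compatibility reduces to a factorization of marginals. Such a condition is unchanged by $T_C$, which is why the mechanism of Lemma~\ref{lem:pt} yields nothing here, and it is visible in the outcomes of an informationally complete measurement. We use the following fact on purifications. Let $\omega=\sum_k\lambda_k|e_k\rangle\langle e_k|$ with $\lambda_k>0$ and $|e_k\rangle$ orthonormal. Every purification has the form $\sum_k\sqrt{\lambda_k}\,|e_k\rangle|g_k\rangle$ with $|g_k\rangle$ orthonormal, and it is called \emph{minimal} if the $|g_k\rangle$ form a basis of the purifying space. Mapping the basis of a minimal purification to the vectors $|g_k\rangle$ of any other purification gives an isometry between the purifying spaces that carries the first purification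 to the second.

\begin{proof}[Proof of \textup{(b)}]
With one visible node every state is compatible. If two or three visible nodes have a common ancestor of all of them, a parentless one prepares any $\rho$ and forwards its parts, so again every state is compatible. In these cases there is nothing to prove. Otherwise call two visible nodes \emph{linked} if they have a common ancestor. With two visible nodes, they are not linked. With three, the failure of the condition in (a) means that some pair is not linked. Up to renaming there are three cases.
\begin{enumerate}
\item[(1)] No pair is linked. Then $\rho$ is compatible if and only if it is the product of its single-node marginals.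
\item[(2)] There are three nodes and only $AB$ is linked. Then $\rho$ is compatible if and only if $\rho=\rho_{AB}\otimes\rho_C$.
\item[(3)] There are three nodes and exactly $AB$ and $BC$ are linked. Then $\rho$ is compatible if and only if $\rho_{AC}=\rho_A\otimes\rho_C$.
\end{enumerate}
In each case the factors belong to ancestrally independent sets, so the condition is necessary by Lemma~\ref{lem:anc}. It is sufficient in case (1) because each node can prepare its marginal, and in case (2) because a parentless common ancestor of $A$ and $B$ can prepare and forward $\rho_{AB}$ while $C$ prepares $\rho_C$. In case (3) let $|\xi\rangle_{AA'}$ and $|\zeta\rangle_{CC'}$ be minimal purifications of $\rho_A$ and $\rho_C$, and let $|\Psi\rangle_{ABCE}$ be a purification of $\rho$. Then $|\xi\rangle|\zeta\rangle$ is a minimal purification of $\rho_A\otimes\rho_C=\rho_{AC}$ and $|\Psi\rangle$ is another purification of it, so there is an isometry $V:A'C'\to BE$ with $(I_{AC}\otimes V)|\xi\rangle|\zeta\rangle=|\Psi\rangle$. Let a parentless common ancestor of $A,B$ prepare $|\xi\rangle$ and a parentless common ancestor of $B,C$ prepare $|\zeta\rangle$; they are distinct because $A$ and $C$ are not linked. Forward the registers $A$ and $C$ to their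 nodes and $A',C'$ to $B$, which applies $V$ and discards $E$. The output is $\operatorname{tr}_E|\Psi\rangle\langle\Psi|=\rho$.

Let $\rho$ be incompatible, so that the factorization of its case fails. Measure each visible system with an informationally complete POVM, with outcome distribution $P$. The two sides of the failed factorization differ by a nonzero Hermitian operator, which has nonzero trace against some product of POVM elements. The left side gives the corresponding marginal of $P$ and the right side the product of marginals of $P$, so $P$ violates the same factorization. Now $G'=G$ is an inflation of $G$ with one copy of each node, hence nonfanout, and every set of visible nodes is injectable. The first condition of test (i), for the set of all visible nodes, forces $Q=P$, and the second then requires the factorization that $P$ violates. So test (i) is infeasible and $\rho$ is distribution-witnessable.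
\end{proof}

\begin{thebibliography}{9}

\bibitem{HHH}
M.~Horodecki, P.~Horodecki and R.~Horodecki,
Phys. Lett. A \textbf{223}, 1 (1996).

\bibitem{SWS}
Isaac D.~Smith, Elie Wolfe and Robert W.~Spekkens,
``Fully quantum inflation: quantum marginal problem constraints in the service of causal inference'',
arXiv:2501.12320 (2025).

\end{thebibliography}
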